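\title{Classical Sudoku grids with a quantum solution and no classical solution}

\begin{abstract}
In the quantum variant of Sudoku, the cells of an $n^2\times n^2$ grid hold unit vectors of $\mathbb C^{n^2}$, and every row, column and block has to be an orthonormal basis. Nechita and Pillet conjectured that a grid whose clues are computational basis vectors has an ordinary solution as soon as it has a quantum one. We show that this fails for every $n\ge 76$: there is a grid with $148$ empty cells that has a real quantum solution and no classical solution. The empty cells form a pattern that is filled by explicit orthonormal bases, while a parity argument excludes a filling by symbols; K\"onig's edge coloring theorem embeds the pattern in a partial Latin square, and from there in a Sudoku grid. We also prove the conjecture for $n=2$. The cases $3\le n\le 75$ are not decided here.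
\end{abstract}

\section{Introduction}\label{sec:intro}

Fix an integer $n\ge2$ and put $N=n^2$ and $[N]=\{1,\dots,N\}$. The \emph{constraints} of a Sudoku of size $N$ are $3N$ sets of $N$ cells of $[N]\times[N]$: the rows $\{r\}\times[N]$, the columns $[N]\times\{c\}$, and the blocks $\{(p-1)n+1,\dots,pn\}\times\{(q-1)n+1,\dots,qn\}$ with $p,q\in[n]$. In the ordinary game each cell receives a symbol from $[N]$, and the symbols in a constraint must be different. In the quantum variant SudoQ \cite{NP} each cell receives a line in $\mathbb C^N$, and the lines in a constraint must be orthogonal.

A \emph{grid} is an array $P=(P_{rc})_{r,c\in[N]}$ in which every entry is either $0$ (an \emph{empty cell}) or a rank-one projection $\lvert v\rangle\langle v\rvert$ with $v\in\mathbb C^N$ a unit vector (a \emph{clue}). A \emph{quantum square} is a grid $Q$ without empty cells such that $\sum_{(r,c)\in C}Q_{rc}=I_N$ for every constraint $C$. This says that the $N$ vectors in $C$ form an orthonormal basis, because the matrix $V$ that has them as columns satisfies $VV^*=I_N$. A \emph{quantum solution} of a grid $P$ is a quantum square $Q$ with $Q_{rc}=P_{rc}$ whenever $P_{rc}\ne0$. A grid is \emph{classical} if each of its nonzero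 entries is a projection $\lvert k\rangle\langle k\rvert$ on a vector of the computational basis $\lvert 1\rangle,\dots,\lvert N\rangle$. Classical quantum squares are the ordinary solved Sudoku squares, and a solution that is classical is called a \emph{classical solution}. We write $\mathsf{CG}_N$ for the set of classical grids, $\mathsf{QEG}_N$ for the set of grids that have a quantum solution, and $\mathsf{CEG}_N$ for the set of classical grids that have a classical solution. We usually name the vector in a cell instead of the projection.

A classical grid can have solutions that are not classical.

\begin{example}\label{ex:intercalate}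
Erase four cells of the $4\times4$ square on the left. For every orthonormal basis $u,u'$ of the span of $\lvert1\rangle,\lvert2\rangle$, the array on the right is a quantum solution of the resulting grid:
\[
\begin{array}{cc|cc}1&2&3&4\\3&4&1&2\\\hline 2&1&4&3\\4&3&2&1\end{array}
\qquad\qquad
\begin{array}{cc|cc}\cdot&\cdot&3&4\\3&4&1&2\\\hline \cdot&\cdot&4&3\\4&3&2&1\end{array}
\qquad\qquad
\begin{array}{cc|cc}u&u'&3&4\\3&4&1&2\\\hline u'&u&4&3\\4&3&2&1\end{array}
\]
Only two of these solutions are classical.
\end{example}

So the quantum rules give a solvable puzzle new solutions. Can they make an unsolvable puzzle solvable? The conjecture posed in \cite{NP} says that they cannot: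
\begin{equation}\label{eq:conj}
\mathsf{QEG}_{n^2}\cap\mathsf{CG}_{n^2}=\mathsf{CEG}_{n^2}\qquad\text{for every }n\ge2 .
\end{equation}
The inclusion $\supseteq$ holds because a classical solution is a quantum solution.

There is a good reason to expect the other inclusion: the elimination rules of the ordinary game survive. Let $Q$ be a quantum solution of a classical grid and put $a_h(k)=\langle k\rvert Q_h\lvert k\rangle\ge 0$ for a cell $h$ and a symbol $k$. Then
\begin{equation}\label{eq:weights}
\sum_{k}a_h(k)=1\ \text{ for each cell }h,\qquad\sum_{h\in C}a_h(k)=1\ \text{ for each constraint }C\text{ and symbol }k,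
\end{equation}
and $a_h(k)=1$ if $h$ holds the clue $k$. Hence the vector in an empty cell is supported on the \emph{candidates} of that cell, the symbols that are not clues in its row, column or block. A cell with a single candidate $k$ holds $\lvert k\rangle$; a symbol $k$ that is a candidate in a single empty cell of a constraint and is not a clue there forces $\lvert k\rangle$ into that cell; and $j$ empty cells of one constraint cannot have all their candidates among fewer than $j$ symbols. Classical solutions are the solutions of \eqref{eq:weights} with values in $\{0,1\}$, and any proof of unsolvability that uses only \eqref{eq:weights} and $a_h(k)\geq 0$ excludes quantum solutions as well. A counterexample to \eqref{eq:conj} needs an obstruction that real weights do not see. Ours is a parity.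

\begin{theorem}\label{thm:A}
For every $n\ge76$ there is a grid $P\in\mathsf{CG}_{n^2}$ with exactly $148$ empty cells that has a quantum solution but no classical solution. The quantum solution can be taken real, with amplitudes in $\{0,\pm\frac12,\pm\frac1{\sqrt2},1\}$.
\end{theorem}

\begin{theorem}\label{thm:B}
For $n=2$ we have $\mathsf{QEG}_4\cap\mathsf{CG}_4=\mathsf{CEG}_4$.
\end{theorem}

Thus \eqref{eq:conj} is false. We do not decide the cases $3\le n\le75$, and we do not claim that $76$ is optimal.

The proof of Theorem~\ref{thm:A} has a local part and a global part. Section~\ref{sec:blocks} removes the blocks and reduces the problem to partial Latin squares of order $n$. For these only the empty cells and the symbols missing from each line matter. Sections~\ref{sec:gadget} and~\ref{sec:pattern} design such data on five symbols, with a quantum filling and no classical filling, and Section~\ref{sec:embed} builds a partial Latin square around them; the bound $76$ arises only there. Section~\ref{sec:n2} proves Theorem~\ref{thm:B} and can be read independently.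

\section{From Latin squares to Sudoku grids}\label{sec:blocks}

A \emph{partial Latin square} of order $n$ on an $n$-element set $\Lambda$ is an $n\times n$ array $L$ whose cells are empty or hold a symbol of $\Lambda$, with no symbol repeated in a row or in a column. Let $\mathbb C^\Lambda$ be the Hilbert space with orthonormal basis $\lvert s\rangle$, $s\in\Lambda$, and for $S\subset\Lambda$ let $\mathbb C^S$ be the span of the $\lvert s\rangle$ with $s\in S$. A \emph{classical completion} of $L$ places symbols in the empty cells so that each row and each column contains every symbol once. A \emph{quantum completion} places unit vectors of $\mathbb C^\Lambda$ in the empty cells so that, together with the vectors $\lvert L(r,c)\rangle$ in the filled cells, each row and each column is an orthonormal basis.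

To pass from Latin squares to Sudoku grids we look for a solved Sudoku that contains a Latin square of order $n$ as a subarray $D$, placed so that a block meets $D$ either not at all or in a full row of $D$. Then the blocks impose nothing new on $D$, and its content can be replaced by $L$.

\begin{proposition}\label{prop:blocks}
Let $L$ be a partial Latin square of order $n$. There is a grid $P\in\mathsf{CG}_{n^2}$ with as many empty cells as $L$ such that:
\begin{enumerate}
\item[(a)] if $P$ has a classical solution, then $L$ has a classical completion;
\item[(b)] every quantum completion of $L$ gives a quantum solution of $P$, whose vectors in the empty cells have the amplitudes of the vectors of the completion, extended by zeros.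
\end{enumerate}
\end{proposition}

\begin{proof}
Index the rows, columns and symbols of $L$ by $\mathbb Z_n=\{0,\dots,n-1\}$. Index the rows of the Sudoku by pairs $(g,a)$, its columns by pairs $(h,b)$ and its symbols by pairs $(k,l)$, all in $\mathbb Z_n^2$, where $(g,a)$ stands for row number $gn+a+1$, and likewise for columns and symbols. A block is then the set of cells with fixed $g$ and $h$. The array
\[
M\big((g,a),(h,b)\big)=(a+h,\;g+b)
\]
is a solved Sudoku, because the right-hand side is a bijective function of $(h,b)$ for fixed $(g,a)$, of $(g,a)$ for fixed $(h,b)$, and of $(a,b)$ for fixed $(g,h)$.

Let $D$ be the set of cells with $a=0$ and $h=0$; it is an $n\times n$ subarray indexed by $(g,b)$. Let $P$ agree with $M$ outside $D$, and let the cell $((g,0),(0,b))$ of $P$ hold the symbol $(0,L(g,b))$, or be empty if $L(g,b)$ is empty. The constraints that do not meet $D$ are complete and correct in $P$. The constraints that meet $D$ are the following.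
\begin{itemize}
\item Row $(g,0)$. Its cells in $D$ form row $g$ of $D$; the others have $a=0$, $h\ne0$.
\item Column $(0,b)$. Its cells in $D$ form column $b$ of $D$; the others have $h=0$, $a\ne0$.
\item Block $(g,0)$. Its cells in $D$ form row $g$ of $D$; the others have $h=0$, $a\ne0$.
\end{itemize}
In each case the $n^2-n$ cells outside $D$ have $a+h\neq 0$ and hold distinct symbols, so they hold each symbol $(k,l)$ with $k\ne0$ exactly once.

(a) In a classical solution, every row and every column of $D$ must therefore contain each symbol $(0,l)$ once. Reading off $l$ gives a classical completion of $L$.

(b) Transport the completion to $V_0=\operatorname{span}\{\lvert(0,l)\rangle:l\in\mathbb Z_n\}$ by $\lvert l\rangle\mapsto\lvert(0,l)\rangle$. In each constraint that meets $D$, the cells in $D$ form an orthonormal basis of $V_0$ and the other cells form the computational basis of $V_0^\perp$.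
\end{proof}

For $n=2$, the square $M$ is the first array of Example~\ref{ex:intercalate} and $D$ is the set of erased cells.

It remains to find a partial Latin square with a quantum completion and no classical completion. The filled cells enter only through the symbols they leave over, which suggests the following notion. We call rows and columns \emph{lines}.

\begin{definition}\label{def:pattern}
A \emph{pattern} on a symbol set $\Sigma$ consists of a finite set of rows, a finite set of columns, a set $H$ of cells (pairs of a row and a column) called \emph{holes}, and a set $S(\ell)\subset\Sigma$ for each line $\ell$, such that $\ell$ has exactly $|S(\ell)|$ holes. A \emph{classical filling} is a map $w:H\to\Sigma$ under which the holes of each line $\ell$ receive each symbol of $S(\ell)$ once. A \emph{quantum filling} assigns unit vectors of $\mathbb C^\Sigma$ to the holes so that the vectors on each line $\ell$ form an orthonormal basis of $\mathbb C^{S(\ell)}$.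
\end{definition}

A partial Latin square $L$ on $\Lambda\supset\Sigma$ \emph{realizes} the pattern if the rows and columns of the pattern are among those of $L$, the empty cells of $L$ are the holes, and each pattern line $\ell$ misses exactly the symbols of $S(\ell)$. Then the classical completions of $L$ are the classical fillings of the pattern. The same holds in the quantum case, since the orthogonal complement of the clues on $\ell$ is $\mathbb C^{S(\ell)}$.

\section{Wires and gadgets}\label{sec:gadget}

The symbols are of two kinds, \emph{letters} $x,y$ and \emph{numbers} $1,2,3$. A \emph{pair} is a set $e=\{o,k\}$, written $ok$, of a letter $o$ and a number $k$. For a symbol $t$ put $\operatorname{sg}(t)=+1$ if $t$ is a letter and $\operatorname{sg}(t)=-1$ if $t$ is a number, so that an element of a given pair is determined by its sign. For $e=ok$ let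
\[
\lvert e,\pm\rangle=\frac{\lvert o\rangle\pm\lvert k\rangle}{\sqrt2}.
\]

The simplest line has two holes and symbol set $e$. A classical filling puts the two elements of $e$ on it, and our quantum filling will put $\lvert e,+\rangle$ and $\lvert e,-\rangle$ on it. Along a chain of such lines, in which consecutive lines share a hole, both fillings alternate, as in the four erased cells of Example~\ref{ex:intercalate}. So all holes of the chain that hold $\lvert e,+\rangle$ in the quantum filling receive one and the same symbol in a classical filling. The chain acts as a wire that carries one bit $s(e)$, with $s(e)=+1$ if $\lvert e,+\rangle$ is replaced by the letter and $\lvert e,-\rangle$ by the number, and $s(e)=-1$ in the opposite case. The plan is to attach to the wires configurations that accept the vectors $\lvert e,\pm\rangle$ but reject certain values of the bits, and to use enough of them to reject all values.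

Fix two numbers $i<j$ and call $F=\{i,j\}$ a \emph{face}. Put
\[
T_F=\{x,y,i,j\},\qquad E_F=\{xi,xj,yi,yj\},\qquad \pi_F=\{xi,yj\},\qquad\rho_F=\{xj,yi\}.
\]
The four pairs of $E_F$ form a $4$-cycle on $T_F$, and $\pi_F$, $\rho_F$ are its two perfect matchings. Both partition $T_F$. We call their members \emph{$\pi$-classes} and \emph{$\rho$-classes}; a $\pi$-class and a $\rho$-class have exactly one common element.

\begin{definition}\label{def:gadget}
A \emph{gadget on $F$} consists of two rows $r,r'$ and two columns $c,c'$, each with symbol set $T_F$, and twelve holes. The four cells of $\{r,r'\}\times\{c,c'\}$ are the \emph{core} holes. Each of $r,c$ has one further hole for each $e\in\pi_F$, and each of $r',c'$ has one further hole for each $e\in\rho_F$. These eight holes are the \emph{terminals}. Each $e\in E_F$ thus has a \emph{row terminal}, in $r$ or $r'$, and a \emph{column terminal}, in $c$ or $c'$ (Figure~\ref{fig:gadget}).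
\end{definition}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.7]
\begin{scope}[shift={(-6,-3)}]
\node[circle,draw,inner sep=2pt] (x) at (0,2) {$x$};
\node[circle,draw,inner sep=2pt] (i) at (2.4,2) {$i$};
\node[circle,draw,inner sep=2pt] (y) at (2.4,-0.4) {$y$};
\node[circle,draw,inner sep=2pt] (j) at (0,-0.4) {$j$};
\draw[thick] (x)--(i) (y)--(j);
\draw[thick,dashed] (x)--(j) (y)--(i);
\end{scope}
\foreach \x/\y in {1/1,2/1,1/2,2/2} \filldraw[fill=gray!30] (\x,-\y) rectangle ++(1,1);
\foreach \x/\y/\z in {3/1/xi,4/1/yj,5/2/xj,6/2/yi,1/3/xi,1/4/yj,2/5/xj,2/6/yi}
 {\draw (\x,-\y) rectangle ++(1,1); \node at (\x+.5,-\y+.5) {$\z$};}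
\node at (0.5,-0.5) {$r$}; \node at (0.5,-1.5) {$r'$};
\node at (1.5,0.4) {$c$}; \node at (2.5,0.45) {$c'$};
\end{tikzpicture}
\caption{Left: the four pairs of the face $\{i,j\}$, with $\pi=\{xi,yj\}$ solid and $\rho=\{xj,yi\}$ dashed. Right: the twelve holes of a gadget. The rows $r,r'$ and the columns $c,c'$ must each receive all of $x,y,i,j$. The core holes are shaded; a terminal marked with a pair may use only the two symbols of that pair.}
\label{fig:gadget}
\end{figure}

In the final pattern the second line through a terminal for $e$ will have symbol set $e$, so that the terminal belongs to the wire of $e$. The whole effect is visible at the hole $(r,c')$, where a line of type $\pi$ crosses a line of type $\rho$.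

\begin{example}\label{ex:gadget}
Put $\lvert xi,-\rangle$, $\lvert yj,-\rangle$, $\lvert xj,+\rangle$, $\lvert yi,+\rangle$ in the terminals, the same vector in both terminals of a pair. Write vectors in the coordinates $(x,i,y,j)$ and omit normalization. The terminals of row $r$ are $(1,-1,0,0)$ and $(0,0,1,-1)$, so its core vectors have the form $(\alpha,\alpha,\beta,\beta)$. The terminals of column $c'$ are $(1,0,0,1)$ and $(0,1,1,0)$, so its core vectors have the form $(\alpha',\beta',-\beta',-\alpha')$. The vector $(1,1,-1,-1)$ has both forms, and the core
\[
\begin{array}{c|cc}
&c&c'\\\hline
r&(1,1,1,1)&(1,1,-1,-1)\\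
r'&(1,1,-1,-1)&(1,-1,1,-1)
\end{array}
\]
makes all four lines orthogonal bases. Now suppose that the four wires carry the bit $+1$. Then the terminals for $xi,yj,xj,yi$ hold $i,j,x,y$. Row $r$ leaves $\{x,y\}$ for its core, column $c'$ leaves $\{i,j\}$, and no symbol fits in $(r,c')$. If all four bits are $-1$, the two sets are exchanged and again no symbol fits.
\end{example}

The next two lemmas describe exactly what a gadget accepts. Define $\kappa_F:E_F\to\{\pm1\}$ by $\kappa_F=+1$ on $\pi_F$ and $\kappa_F=-1$ on $\rho_F$; note that $\prod_{e\in E_F}\kappa_F(e)=1$.

\begin{lemma}[classical gadget]\label{lem:cgadget}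
Suppose symbols are placed in the twelve holes of a gadget on $F$ so that each terminal for $e$ holds an element of $e$ and each of the four lines receives each symbol of $T_F$ once. Then:
\begin{enumerate}
\item[(a)] for each $e\in E_F$ the two terminals for $e$ hold the same symbol $t(e)$;
\item[(b)] the function $e\mapsto\operatorname{sg}t(e)$ is neither $\kappa_F$ nor $-\kappa_F$.
\end{enumerate}
Conversely, every choice of $t(e)\in e$ that satisfies {\rm(b)} arises in this way.
\end{lemma}

\begin{proof}
Let $w_{11},w_{12},w_{21},w_{22}$ be the symbols in $(r,c),(r,c'),(r',c),(r',c')$. The terminals of $r$ take one element from each $\pi$-class, so $w_{11},w_{12}$ are the two remaining elements and lie in different $\pi$-classes. By the same argument in column $c$, the symbols $w_{11},w_{21}$ lie in different $\pi$-classes. There are two classes, so $w_{12}$ and $w_{21}$ lie in the same $\pi$-class. In row $r'$ and column $c'$ the argument shows that $w_{21}$ and $w_{12}$ both lie in the $\rho$-class that does not contain $w_{22}$. A $\pi$-class and a $\rho$-class share one element, so $w_{12}=w_{21}=:z$.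

The cores of $r$ and $c$ both hold $U_\pi=\{w_{11},z\}$, so the terminals of both lines hold $T_F\setminus U_\pi$, one element in each $\pi$-class. The same holds for $r'$, $c'$ and $U_\rho=\{z,w_{22}\}$. This gives (a), and it gives
\begin{equation}\label{eq:U}
U_\pi=T_F\setminus\{t(xi),t(yj)\},\qquad U_\rho=T_F\setminus\{t(xj),t(yi)\}.
\end{equation}
If $\operatorname{sg}t=\kappa_F$, then $t(xi)=x$, $t(yj)=y$, $t(xj)=j$, $t(yi)=i$, so $U_\pi=\{i,j\}$ and $U_\rho=\{x,y\}$. If $\operatorname{sg}t=-\kappa_F$, then $U_\pi=\{x,y\}$ and $U_\rho=\{i,j\}$. Both contradict $z\in U_\pi\cap U_\rho$, which proves (b).

For the converse, define $U_\pi,U_\rho$ by \eqref{eq:U}. If they are disjoint they are complementary, so $U_\pi$ meets every $\pi$-class and every $\rho$-class once; then $U_\pi$ is $\{i,j\}$ or $\{x,y\}$, and $\operatorname{sg}t=\pm\kappa_F$. So under (b) there is $z\in U_\pi\cap U_\rho$. Put $z$ in $(r,c')$ and $(r',c)$, the other element of $U_\pi$ in $(r,c)$, and the other element of $U_\rho$ in $(r',c')$.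
\end{proof}

Part (a) is what allows one wire to visit many gadgets. A line with symbol set $e$ has only two holes, so a wire cannot branch; instead it enters a gadget at one terminal for $e$ and leaves, with the same symbol, at the other.

In the quantum version the two sets $U_\pi,U_\rho$ become two planes, which have to meet in a line.

\begin{lemma}[quantum gadget]\label{lem:qgadget}
Let $\varepsilon:E_F\to\{\pm1\}$, and put $\lvert e,\varepsilon(e)\rangle$ in both terminals for $e$, for each $e\in E_F$. The core can be filled so that each of the four lines is an orthonormal basis of $\mathbb C^{T_F}$ if and only if $\prod_{e\in E_F}\varepsilon(e)=1$. In that case the core vectors can be chosen with all four amplitudes equal to $\pm\frac12$.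
\end{lemma}

\begin{proof}
Let $f_e=\lvert e,-\varepsilon(e)\rangle$. Since $\mathbb C^{T_F}=\mathbb C^{xi}\oplus\mathbb C^{yj}$, the orthogonal complement of the two terminal vectors of $r$, or of $c$, is the plane $W_\pi$ with orthonormal basis $f_{xi},f_{yj}$. For $r'$ and $c'$ it is the plane $W_\rho$ with orthonormal basis $f_{xj},f_{yi}$. So the cores of $r$ and $c$ must be orthonormal bases of $W_\pi$, and those of $r'$ and $c'$ orthonormal bases of $W_\rho$. In particular the vector in $(r,c')$ lies in $W_\pi\cap W_\rho$. Compare coefficients in $\alpha f_{xi}+\beta f_{yj}=\alpha'f_{xj}+\beta'f_{yi}$. The coordinates $x$ and $y$ give $\alpha=\alpha'$ and $\beta=\beta'$; the coordinates $i$ and $j$ give $\alpha\,\varepsilon(xi)=\beta'\varepsilon(yi)$ and $\beta\,\varepsilon(yj)=\alpha'\varepsilon(xj)$. Together,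
\[
\beta=\alpha\,\varepsilon(xi)\varepsilon(yi)=\alpha\,\varepsilon(xj)\varepsilon(yj).
\]
A nonzero solution exists if and only if $\varepsilon(xi)\varepsilon(yi)=\varepsilon(xj)\varepsilon(yj)$, that is, $\prod\varepsilon=1$. In that case call the common value $\eta$, and put
\[
z=\frac{f_{xi}+\eta f_{yj}}{\sqrt2}=\frac{f_{xj}+\eta f_{yi}}{\sqrt2}
\]
in $(r,c')$ and in $(r',c)$, the vector $(f_{xi}-\eta f_{yj})/\sqrt2$ in $(r,c)$, and the vector $(f_{xj}-\eta f_{yi})/\sqrt2$ in $(r',c')$. The first of these completes $z$ to an orthonormal basis of $W_\pi$ and the second to one of $W_\rho$. Each vector is a signed sum of two vectors $f_e$ with disjoint supports, divided by $\sqrt2$, so its amplitudes are $\pm\frac12$.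
\end{proof}

Example~\ref{ex:gadget} is the case $\varepsilon=-\kappa_F$, $\eta=-1$.

\section{A pattern with a quantum filling and no classical filling}\label{sec:pattern}

Consider a gadget on $F$ whose terminals carry the signs $\varepsilon$, with $\prod\varepsilon=1$. If the wires carry the bits $s$, the terminals for $e$ receive the symbol of sign $\varepsilon(e)s(e)$, and by Lemma~\ref{lem:cgadget} the gadget rejects exactly $s=\pm\varepsilon\kappa_F$. The eight functions $\varepsilon$ of product $1$ fall into four classes $\{\varepsilon,-\varepsilon\}$, and four gadgets, one for each class, reject all eight $s$ of product $1$ on $E_F$. What survives is $s(xi)s(yi)\ne s(xj)s(yj)$. Now use three numbers: the three signs $s(xk)s(yk)$, $k=1,2,3$, cannot be pairwise different. This leads to five symbols, six wires and twelve gadgets.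

\subsection*{The construction}

Let $\Sigma=\{x,y,1,2,3\}$ and let $E$ be the set of the six pairs. Each pair lies in $E_F$ for two of the three faces.

\emph{Gadgets.} Take one gadget $\gamma=(F,\varepsilon)$ on $F$, with its own two rows and two columns, for each face $F$ and each $\varepsilon:E_F\to\{\pm1\}$ with $\prod_{e\in E_F}\varepsilon(e)=1$ and
\begin{equation}\label{eq:norm}
\varepsilon(x2)=+1\ \text{ if }F=\{1,2\},\qquad\varepsilon(x2)=-1\ \text{ if }F=\{2,3\},\qquad\varepsilon(x3)=+1\ \text{ if }F=\{1,3\}.
\end{equation}
Both terminals for $e$ in $\gamma$ are given the \emph{sign} $\varepsilon(e)$. There are four gadgets on each face, and since \eqref{eq:norm} fixes the value at one pair,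
\begin{equation}\label{eq:pm}
\text{for each }\varepsilon:E_F\to\{\pm1\}\text{ of product }1,\text{ exactly one of }(F,\varepsilon),\ (F,-\varepsilon)\text{ is a gadget.}
\end{equation}
Each pair $e$ occurs in eight gadgets. A pair of $E_F$ other than the one named in \eqref{eq:norm} takes each sign in two of the four gadgets on $F$, because fixing the product and two values leaves two functions. Hence $x1,y1,y2,y3$ have sign $+$ in four gadgets and sign $-$ in four; so does $x2$, which is $+$ throughout $\{1,2\}$ and $-$ throughout $\{2,3\}$; and $x3$ has sign $+$ in $4+2=6$ gadgets and sign $-$ in $2$.

\emph{Wires.} An auxiliary line with symbol set $e$ must join holes of opposite signs, since it has to hold $\lvert e,+\rangle$ and $\lvert e,-\rangle$. Moreover a column terminal already has its column and still needs a row, so an auxiliary row joins two column terminals and an auxiliary column joins two row terminals. The following rules respect both facts. For each $e\in E$ arrange the eight gadgets containing $e$ in a cyclic order in which no two gadgets with sign $-$ at $e$ are consecutive: the signs alternate if $e\ne x3$, and read $+-+-++++$ if $e=x3$. At a gadget with sign $+$ at $e$, the row terminal for $e$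 is the \emph{entry} and the column terminal is the \emph{exit}; at a gadget with sign $-$, the column terminal is the entry and the row terminal is the exit. For cyclically consecutive gadgets $\gamma\to\gamma'$, join the exit of $\gamma$ to the entry of $\gamma'$ by new \emph{auxiliary lines} with symbol set $e$ and two holes each (Figure~\ref{fig:wires}):
\begin{itemize}
\item signs $(+,-)$: one auxiliary row through the column terminals of $\gamma$ and $\gamma'$;
\item signs $(-,+)$: one auxiliary column through the row terminals of $\gamma$ and $\gamma'$;
\item signs $(+,+)$: an auxiliary row $u$ and an auxiliary column $d$, crossing in a new hole $(u,d)$, a \emph{link}, which is given the sign $-$; the other hole of $u$ is the column terminal of $\gamma$, and the other hole of $d$ is the row terminal of $\gamma'$.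
\end{itemize}
Each terminal is an entry or an exit and is used once, so it is the intersection of a gadget line and an auxiliary line. The \emph{wire of $e$} is the set of terminals for $e$ and links created for $e$. Write $\varepsilon(h)$ for the sign of a hole $h$ of a wire. By construction,
\begin{equation}\label{eq:aux}
\text{each auxiliary line has one hole of sign }+\text{ and one hole of sign }-.
\end{equation}
A connection of equal signs costs an additional line and an additional hole; the choice \eqref{eq:norm} affects only how many of these are needed.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.85,hole/.style={draw,fill=white,minimum size=5mm,inner sep=0pt}]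
\draw[thick] (0,1.3)--(0,-0.5) (2,1.3)--(2,-0.5); \draw[dashed] (-0.6,0.2)--(2.6,0.2);
\node[hole] at (0,0.2) {$+$}; \node[hole] at (2,0.2) {$-$};
\node[above] at (0,1.3) {$\gamma$}; \node[above] at (2,1.3) {$\gamma'$};
\begin{scope}[shift={(4.7,0)}]
\draw[thick] (0,1)--(1.9,1) (0,-0.5)--(1.9,-0.5); \draw[dashed] (1.2,1.6)--(1.2,-1.1);
\node[hole] at (1.2,1) {$-$}; \node[hole] at (1.2,-0.5) {$+$};
\node[left] at (0,1) {$\gamma$}; \node[left] at (0,-0.5) {$\gamma'$};
\end{scope}
\begin{scope}[shift={(8.8,0)}]
\draw[thick] (0,1.6)--(0,0.2) (0.9,-0.5)--(2.8,-0.5);
\draw[dashed] (-0.6,0.8)--(2.2,0.8) (1.5,1.4)--(1.5,-1.1);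
\node[hole] at (0,0.8) {$+$}; \node[hole] at (1.5,0.8) {$-$}; \node[hole] at (1.5,-0.5) {$+$};
\node[above] at (0,1.6) {$\gamma$}; \node[right] at (2.8,-0.5) {$\gamma'$};
\node[right] at (2.2,0.8) {$u$}; \node[above] at (1.5,1.4) {$d$};
\end{scope}
\end{tikzpicture}
\caption{The three ways in which a wire passes from a gadget $\gamma$ to the next gadget $\gamma'$, for the signs $(+,-)$, $(-,+)$ and $(+,+)$. Solid lines are rows or columns of the gadgets, dashed lines are auxiliary lines with two holes, and boxes are holes marked with their signs. Each dashed line carries one $+$ and one $-$.}
\label{fig:wires}
\end{figure}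

\begin{lemma}\label{lem:counts}
The pattern has $m=50$ rows, $50$ columns and $148$ holes, and every line has $2$ or $4$ holes. For each $s\in\Sigma$, the number of rows $\ell$ with $s\in S(\ell)$ equals the number of columns $\ell$ with $s\in S(\ell)$, and this number $k_s$ is at least $24$.
\end{lemma}

\begin{proof}
For $e\ne x3$ the cyclic order has four steps $(+,-)$ and four steps $(-,+)$, which give four auxiliary rows and four auxiliary columns. For $e=x3$ it has two steps $(+,-)$, two steps $(-,+)$ and four steps $(+,+)$, which give $2+4=6$ of each. So there are $24$ gadget rows with four holes and $5\cdot4+6=26$ auxiliary rows with two holes, the same numbers for columns, and $24\cdot4+26\cdot2=148$ holes. For each symbol set the number of rows that have it equals the number of columns that have it, so $k_s$ is well defined. A letter lies in all $24$ gadget rows and a number in $16$ of them. Adding the auxiliary rows gives $k_x=24+14=38$, $k_y=24+12=36$, $k_1=k_2=16+8=24$ and $k_3=16+10=26$.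
\end{proof}

\subsection*{The two properties}

\begin{proposition}\label{prop:Q}
The pattern has a quantum filling with amplitudes in $\{0,\pm\frac12,\pm\frac1{\sqrt2}\}$.
\end{proposition}

\begin{proof}
Put $\lvert e,\varepsilon(h)\rangle$ in each hole $h$ of the wire of $e$. By \eqref{eq:aux} each auxiliary line holds $\lvert e,+\rangle$ and $\lvert e,-\rangle$, an orthonormal basis of $\mathbb C^e$. The signs of each gadget have product $1$, so Lemma~\ref{lem:qgadget} fills its core.
\end{proof}

\begin{proposition}\label{prop:C}
The pattern has no classical filling.
\end{proposition}

\begin{proof}
Suppose $w$ is a classical filling. Each hole of the wire of $e$ lies on an auxiliary line with symbol set $e$, so it receives an element of $e$, and Lemma~\ref{lem:cgadget} applies to every gadget.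

For a hole $h$ of the wire of $e$ consider the product $\varepsilon(h)\operatorname{sg}w(h)$. The two holes of an auxiliary line have opposite signs by \eqref{eq:aux} and hold the two different elements of $e$, so their products agree. The two terminals for $e$ in a gadget have the same sign and, by Lemma~\ref{lem:cgadget}(a), the same symbol, so their products agree too. These two kinds of steps connect all holes of the wire. Hence the product is a constant $s(e)$, and the terminals for $e$ in a gadget $(F,\varepsilon)$ hold the symbol $t(e)$ with $\operatorname{sg}t(e)=\varepsilon(e)s(e)$.

Put $p_k=s(xk)s(yk)$ for $k=1,2,3$. Two of these three signs are equal, say $p_i=p_j$ with $i<j$. Let $F=\{i,j\}$. Then $s$ has product $p_ip_j=1$ on $E_F$, and so does $s\kappa_F$. By \eqref{eq:pm} there is a gadget $(F,\varepsilon)$ with $\varepsilon=\pm s\kappa_F$. For this gadget $\operatorname{sg}t=\varepsilon s=\pm\kappa_F$, contrary to Lemma~\ref{lem:cgadget}(b).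
\end{proof}

\begin{remark}\label{rem:allneeded}
The contradiction uses all twelve gadgets: for each gadget $\gamma_0=(F,\varepsilon_0)$, symbols can be placed so that every line outside $\gamma_0$ is correct. Let $F=\{i,j\}$, let $k$ be the third number, and set $s=\varepsilon_0\kappa_F$ on $E_F$, $s(xk)=1$, $s(yk)=-s(xi)s(yi)$, so that $p_i=p_j=-p_k$. Put in each hole $h$ of the wire of $e$ the element of $e$ of sign $\varepsilon(h)s(e)$. The auxiliary lines are correct by \eqref{eq:aux}. For a gadget $(F',\varepsilon)$ with $F'\ne F$ the function $\varepsilon s$ has product $-1$, so it is not $\pm\kappa_{F'}$; for a gadget $(F,\varepsilon)\neq\gamma_0$ we have $\varepsilon s\neq\pm\kappa_F$ because $\varepsilon\ne\pm\varepsilon_0$. The converse in Lemma~\ref{lem:cgadget} fills all these cores.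
\end{remark}

\section{A partial Latin square around the pattern}\label{sec:embed}

Placing symbols in cells without repetition in lines is a coloring problem for bipartite graphs. An \emph{edge coloring} of a graph is \emph{proper} if edges with a common vertex have different colors; the edges of one color form a \emph{class}, which may be empty. We use K\"onig's theorem: a bipartite graph of maximum degree at most $k$ has a proper edge coloring with $k$ colors. A vertex of degree $k$ then sees every color, so in a $k$-regular bipartite graph the $k$ classes are perfect matchings. We also need the classes to be of nearly equal size.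

\begin{lemma}\label{lem:balanced}
A bipartite graph with $\mu$ edges and maximum degree at most $k$ has a proper edge coloring with $k$ colors in which every class has at least $\lfloor \mu/k\rfloor$ edges.
\end{lemma}

\begin{proof}
Among the proper colorings with $k$ colors take one that minimizes the sum of the squares of the class sizes. Suppose two classes have sizes $a\ge b+2$. In their union every vertex has degree at most $2$ and the colors alternate, so the components are even cycles, with equally many edges of both colors, and paths, on which the two numbers differ by at most one. Some path therefore has one more edge of the larger class. Exchanging the two colors on this component keeps the coloring proper and changes the sizes to $a-1$ and $b+1$, which lowers the sum of squares by $2(a-b-1)>0$. So all sizes differ by at most one. If the smallest is $b$, then $\mu<k(b+1)$, that is, $\lfloor \mu/k\rfloor\le b$.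
\end{proof}

Number the rows and the columns of the pattern by $1,\dots,m$ with $m=50$, so that $H\subset[m]\times[m]$. Write $S_r$ for the symbol set of row $r$ and $T_c$ for that of column $c$.

\begin{lemma}\label{lem:embed}
For every $n\ge76$ there is a partial Latin square $L$ of order $n$ on a set $\Lambda\supset\Sigma$ whose empty cells are exactly the cells of $H$, such that row $r\le m$ misses exactly the symbols of $S_r$, column $c\le m$ misses exactly the symbols of $T_c$, and rows and columns of index greater than $m$ miss no symbol.
\end{lemma}

We fill the corner $[m]\times[m]$, then the rest of the first $m$ rows, then the remaining rows. The second step is the tight one. It has only $n-m$ columns at its disposal, so it can place a symbol at most $n-m$ times, and each symbol must already be accounted for in at least $m-(n-m)=2m-n$ of the first $m$ rows, either by occurring in the corner or by belonging to $S_r$.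

\begin{proof}
Let $\Lambda=\Sigma\cup\Delta$ with $\Delta$ a set of $n-5$ new symbols.

\emph{Step 1: the corner.} We fill the cells of $[m]^2\setminus H$ with symbols of $\Delta$, without repetition in lines, using each symbol at least $2m-n=100-n$ times. View these cells as the edges of a bipartite graph between rows and columns. It has $2500-148=2352$ edges and maximum degree at most $48\le n-5$, as each line has at least two holes. Lemma~\ref{lem:balanced} with color set $\Delta$ gives a filling in which each symbol occurs at least $\lfloor2352/(n-5)\rfloor$ times. For $76\le n\le99$ this is at least $\lfloor2352/94\rfloor=25$, while $100-n\le24$. For $n\ge100$ nothing is required.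

\emph{Step 2: the rows $r\le m$.} Let $A_r$ be the set of symbols that are neither in $S_r$ nor used in row $r$ in Step~1. Row $r$ has $m-|S_r|$ filled cells, all with symbols outside $\Sigma$, so $|A_r|=n-|S_r|-(m-|S_r|)=n-m$. Join row $r$ to symbol $s$ if $s\in A_r$. In this bipartite graph rows have degree $n-m$. A symbol $s\in\Sigma$ has degree $m-k_s\le50-24=26\le n-m$, by Lemma~\ref{lem:counts} and $n\ge76$. A symbol of $\Delta$ has degree at most $m-\max(0,2m-n)\le n-m$, by Step~1. Color the edges properly with the colors $m+1,\dots,n$, and put $s$ in cell $(r,c)$ if the edge $rs$ has color $c$. Each row sees each color once, so the cells $(r,c)$ with $c>m$ are filled with the symbols of $A_r$, once each. A symbol sees each color at most once, so the new columns have no repetition. Row $r$ now misses exactly $S_r$.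

\emph{Step 3: the rows $r>m$.} For a column $c$ let $B_c$ be the set of symbols that are not yet used in column $c$ and, if $c\le m$, are not in $T_c$. Then $|B_c|=n-(m-|T_c|)-|T_c|=n-m$ for $c\le m$, and $|B_c|=n-m$ for $c>m$. A symbol of $\Delta$ occurs once in each of the first $m$ rows, in $m$ different columns, so it lies in $n-m$ of the sets $B_c$. A symbol $s\in\Sigma$ occurs in $m-k_s$ columns, all of index greater than $m$, and lies in $T_c$ for $k_s$ columns of index at most $m$, so it lies in $n-(m-k_s)-k_s=n-m$ of the sets $B_c$. The bipartite graph that joins $c$ to the elements of $B_c$ is thus $(n-m)$-regular. Decompose it into $n-m$ perfect matchings and use them as the rows $m+1,\dots,n$. Each of these rows contains every symbol once, and column $c$ receives the elements of $B_c$, so it misses exactly $T_c$ if $c\le m$ and nothing if $c>m$.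
\end{proof}

The equality of the row count and the column count $k_s$, used in Step~3, is necessary: in any partial Latin square the number of occurrences of $s$ is $n$ minus the number of rows that miss $s$, and also $n$ minus the number of columns that miss $s$. The bound $76=2m-\min_sk_s$ enters in Step~2: since the corner contains no symbol of $\Sigma$, the symbols $1$ and $2$ must each be placed $26$ times in the columns of index greater than $50$.

\begin{proof}[Proof of Theorem~\ref{thm:A}]
Let $n\ge76$ and let $L$ be as in Lemma~\ref{lem:embed}. It realizes the pattern of Section~\ref{sec:pattern} and has $148$ empty cells. By Proposition~\ref{prop:C} it has no classical completion, and by Proposition~\ref{prop:Q} it has a quantum completion with amplitudes in $\{0,\pm\frac12,\pm\frac1{\sqrt2}\}$. The grid $P$ of Proposition~\ref{prop:blocks} has $148$ empty cells, no classical solution, and a quantum solution with these amplitudes in the empty cells and amplitudes $0,1$ in the clues.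
\end{proof}

\begin{remark}
Conjugating all entries of a quantum solution by a diagonal unitary preserves the constraints and fixes every clue $\lvert k\rangle\langle k\rvert$, but changes the relative phases of a core vector. So $P$ has uncountably many quantum solutions.
\end{remark}

\section{The case $n=2$}\label{sec:n2}

A $4\times4$ quantum square is encoded by four operators on $\mathbb C^4$, one for each pair of rows sharing blocks and one for each such pair of columns, and the square is classical when the operators are diagonal. We prove Theorem~\ref{thm:B} by replacing the four operators by diagonal ones that satisfy the same relations and keep every basis vector that was an eigenvector in its eigenspace.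

Rows $2p-1,2p$ form \emph{band} $p$, columns $2q-1,2q$ form \emph{stack} $q$, and block $(p,q)$ is their intersection. Attach to each cell the pair of signs $(\sigma,\tau)$ given by
\begin{equation}\label{eq:signs}
\begin{array}{cc|cc}
++&+-&-+&--\\ -+&--&++&+-\\\hline +-&++&--&-+\\ --&-+&+-&++
\end{array}
\end{equation}
Each block contains each pair once. In each row $\sigma$ is constant on each block and takes opposite values on the two blocks; the same holds for $\tau$ in each column. Call an operator $X$ on $\mathbb C^4$ a \emph{balanced reflection} if $X=X^*$, $X^2=I$ and $\operatorname{tr}X=0$; equivalently, $X=2\Pi-I$ with $\Pi$ the orthogonal projection on a plane.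

\begin{lemma}\label{lem:ops}
Let $Q$ be a quantum square of size $4$. There are balanced reflections $S_1,S_2,R_1,R_2$ such that the vector in each cell of block $(p,q)$ is an eigenvector of $S_p$ with eigenvalue $\sigma$ and of $R_q$ with eigenvalue $\tau$. For all $p,q$,
\begin{equation}\label{eq:rel}
S_pR_q=R_qS_p,\qquad\operatorname{tr}(S_pR_q)=0 .
\end{equation}
\end{lemma}

\begin{proof}
Let $A_p$ be the plane spanned by the first row of block $(p,1)$. The second row of this block spans $A_p^\perp$, because the block is an orthonormal basis. Because the two rows of the band are orthonormal bases, the first row of block $(p,2)$ spans $A_p^\perp$ and its second row spans $A_p$. By \eqref{eq:signs}, the cells of band $p$ with $\sigma=+$ are those with vector in $A_p$, and the others have vector in $A_p^\perp$. Let $S_p$ be $+1$ on $A_p$ and $-1$ on $A_p^\perp$. Define $R_q$ in the same way from the plane spanned by the first column of block $(1,q)$. The four vectors of block $(p,q)$ form a joint eigenbasis of $S_p$ and $R_q$ in which each pair of eigenvalues occurs once, which gives \eqref{eq:rel}.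
\end{proof}

The diagonal case of this encoding can be reversed. A function $s:[4]\to\{\pm1\}$ is \emph{balanced} if $\sum_ks(k)=0$. Its two level sets form one of the three perfect matchings $12|34$, $13|24$, $14|23$ of $[4]$, called the matching of $s$, and each matching belongs to two functions $\pm s$. For balanced $s,r$ the sum $\sum_ks(k)r(k)$ is $\pm4$ if the matchings are equal, and it is $0$ if they differ, since then each level set of $s$ meets both level sets of $r$.

\begin{lemma}\label{lem:fromsigns}
Let $s_1,s_2,r_1,r_2$ be balanced functions such that the matching of $s_p$ differs from the matching of $r_q$ for all $p,q$. Then each cell of block $(p,q)$ has a unique $k$ with $(s_p(k),r_q(k))=(\sigma,\tau)$, and these symbols form a classical square.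
\end{lemma}

\begin{proof}
The number of $k$ with $(s_p(k),r_q(k))=(\sigma,\tau)$ is $\frac14\sum_k(1+\sigma s_p(k))(1+\tau r_q(k))=1$. So $k\mapsto(s_p(k),r_q(k))$ is a bijection from $[4]$ to $\{\pm1\}^2$, and each block contains each symbol once. In a row of band $p$, the two cells with $\sigma=+$ lie in one block and hold the two symbols with $s_p=+1$, and the two cells with $\sigma=-$ hold the two symbols with $s_p=-1$. The same argument with $\tau$ and $r_q$ applies to columns.
\end{proof}

Let $X$ be a balanced reflection, and let $K_X$ be the set of $k$ for which $\lvert k\rangle$ is an eigenvector of $X$. A balanced function $s$ is \emph{compatible} with $X$ if $X\lvert k\rangle=s(k)\lvert k\rangle$ for all $k\in K_X$. Let $M_X$ be the set of matchings of balanced functions compatible with $X$. In Example~\ref{ex:intercalate}, with $u$ not a multiple of $\lvert1\rangle$ or $\lvert2\rangle$, we have $S_1=S_2=\operatorname{diag}(1,1,-1,-1)$ and $R_2=\operatorname{diag}(1,-1,1,-1)$, while $R_1$ is $+1$ on $u,\lvert3\rangle$ and $-1$ on $u',\lvert4\rangle$. Here $K_{R_1}=\{3,4\}$ and $M_{R_1}=\{13|24,\,14|23\}$, and the two choices give back the classical solutions $u=\lvert1\rangle$ and $u=\lvert2\rangle$. The next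 lemma shows that an operator that is not diagonal always leaves a choice.

\begin{lemma}\label{lem:MX}
Let $X,Y$ be balanced reflections.
\begin{enumerate}
\item[(a)] If $X$ is diagonal, $M_X$ consists of one matching $\mu_X$. If $X,Y$ are diagonal and $\operatorname{tr}(XY)=0$, then $\mu_X\ne\mu_Y$.
\item[(b)] If $Y$ is not diagonal, then $|M_Y|\ge2$, and if a matching $\beta$ is not in $M_Y$, then $K_Y$ is an edge of $\beta$.
\item[(c)] If $X$ is diagonal, $Y$ is not diagonal and $XY=YX$, then $M_Y$ contains both matchings other than $\mu_X$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) The diagonal of $X$ is a balanced function, and it is the only compatible one. The trace of $XY$ is the sum $\sum_k s(k)r(k)$ of the products of the diagonal entries.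

(b) If three basis vectors are eigenvectors of $Y$, their orthogonal complement is invariant and $Y$ is diagonal. So $|K_Y|\le2$. If $|K_Y|\le1$, each matching has a compatible function, by the choice of the overall sign. Let $K_Y=\{k,l\}$. If the two eigenvalues were equal, the span of $\lvert k\rangle,\lvert l\rangle$ would be a full eigenspace, its complement would be the other one, and $Y$ would be diagonal. So they differ, and $M_Y$ consists of the two matchings that do not contain the edge $kl$.

(c) Suppose $\beta\ne\mu_X$ and $\beta\notin M_Y$. By (b), $K_Y$ is an edge of $\beta$. Let $ww'$ be the other edge. Then $Y$ preserves the plane $W$ spanned by $\lvert w\rangle,\lvert w'\rangle$, the orthogonal complement of two eigenvectors. The edge $ww'$ is not in $\mu_X$, so $X$ has different eigenvalues on $\lvert w\rangle$ and $\lvert w'\rangle$. As $Y$ commutes with $X$, the vector $Y\lvert w\rangle\in W$ lies in the eigenspace of $X$ that contains $\lvert w\rangle$, hence in $\mathbb C\lvert w\rangle$. So $w\in K_Y$, a contradiction.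
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:B}]
Let $P\in\mathsf{CG}_4$ have a quantum solution $Q$, with operators $S_p,R_q$ as in Lemma~\ref{lem:ops}. It suffices to find
\begin{equation}\label{eq:goal}
\mu_p\in M_{S_p},\quad\nu_q\in M_{R_q}\quad\text{with }\mu_p\ne\nu_q\text{ for all }p,q\in\{1,2\}.
\end{equation}
Indeed, let $s_p,r_q$ be compatible balanced functions with these matchings. If a cell of block $(p,q)$ holds the clue $k$, then $S_p\lvert k\rangle=\sigma\lvert k\rangle$ and $R_q\lvert k\rangle=\tau\lvert k\rangle$, so $(s_p(k),r_q(k))=(\sigma,\tau)$, and the classical square of Lemma~\ref{lem:fromsigns} has $k$ in that cell.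

We derive \eqref{eq:goal} from \eqref{eq:rel} alone. Both are unchanged if we exchange $S_1$ with $S_2$, or $R_1$ with $R_2$, or the pair $(S_1,S_2)$ with $(R_1,R_2)$. Up to these symmetries there are three cases.

\emph{Case 1: no operator is diagonal.} By Lemma~\ref{lem:MX}(b), $M_{R_1}$ and $M_{R_2}$ each contain at least two of the three matchings, so they share one, $\nu$. Take $\nu_1=\nu_2=\nu$ and $\mu_p\in M_{S_p}\setminus\{\nu\}$.

\emph{Case 2: $S_1$ is diagonal, $R_1$ and $R_2$ are not.} Let $\mu_1=\mu_{S_1}$, let $\mu_2$ be any element of $M_{S_2}$, and let $\nu$ be a matching different from $\mu_1$ and $\mu_2$. By Lemma~\ref{lem:MX}(c), $\nu\in M_{R_1}\cap M_{R_2}$. Take $\nu_1=\nu_2=\nu$.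

\emph{Case 3: $S_1$ and $R_1$ are diagonal.} Let $\mu_1=\mu_{S_1}$ and $\nu_1=\mu_{R_1}$; they differ by Lemma~\ref{lem:MX}(a). If $S_2$ and $R_2$ are diagonal too, \eqref{eq:goal} follows from (a). Otherwise, by symmetry, let $S_2$ be not diagonal. Part (c), applied to $R_1$ and $S_2$, gives $\mu_1\in M_{S_2}$, and we take $\mu_2=\mu_1$. Finally $M_{R_2}$ contains a matching $\nu_2\ne\mu_1$, by (a) if $R_2$ is diagonal and by (b) if it is not.
\end{proof}

The argument uses $n=2$ from its first step: a band has two rows and two blocks, so one plane and its orthogonal complement describe it, and the choice that remains is among three matchings.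

\begin{thebibliography}{9}
\bibitem{NP} Ion Nechita and Jordi Pillet, \emph{SudoQ -- a quantum variant of the popular game}, arXiv:2005.10862 (2020).
\end{thebibliography}
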